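\title{Zero-error identification of identical unknown unitary anomalies:\\ when is the local test optimal?}

\begin{abstract}
Among $n$ single-use devices that should act as the identity on $\mathbb C^d$, an unknown set of $k$ devices applies one and the same Haar-random unitary $U$. The task is to name this set without ever naming a wrong one. Testing each device separately on a maximally entangled state succeeds with a probability $P_s(k,d)$ that does not depend on $n$, and this local strategy has been conjectured to be optimal among all testers when $n\ge 2k$. We show that the conjecture holds when $d=2$ or $k=1$ and fails for all $d\ge3$, $k\ge2$, where an adaptive protocol is strictly better. For $n\ge2k$ every tester is bounded by $\int R(U)^{2k}\,dU$, with $R(U)$ the radius of the smallest disc containing the spectrum of $U$. For $k\le n<2k$ the local strategy is never optimal. For $k=2$, $n\ge4$ it is optimal among parallel testers in every dimension, so for $d\ge3$ parallel and sequential testers are strictly separated.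
\end{abstract}

\section{The problem and the results}\label{sec:intro}

\subsection{Devices, hypotheses and testers}

Fix integers $d\ge2$ and $1\le k\le n$. We are given $n$ devices, each acting on $\mathbb C^d$, and each may be used exactly once. All of them are meant to apply the same known unitary; undoing it after each use, we take it to be the identity $I$. Exactly $k$ devices are \emph{anomalous}: they all apply the same unknown unitary $U\in\mathrm{SU}(d)$. Nothing is known about $U$, so we draw it from the Haar probability measure $dU$. The anomalous set $r\subset[n]=\{1,\dots,n\}$, $|r|=k$, is uniformly distributed over the $N=\binom nk$ possibilities. We want to identify $r$ with \emph{zero error}: the protocol may declare the run inconclusive, but it must never output a wrong set. The figure of merit is the average probability of a conclusive answer.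

To treat all protocols at once we use the Choi picture. Let $\{|j\rangle\}_{j=1}^d$ be the standard basis of $\mathbb C^d$ and $M_d$ the space of $d\times d$ complex matrices. The Choi vector of $A\in M_d$ is $|A\rangle\!\rangle=(A\otimes I)\sum_j|jj\rangle\in\mathbb C^d_{\rm out}\otimes\mathbb C^d_{\rm in}$. Writing out components gives
\begin{equation}\label{eq:choi}
\langle\!\langle A|B\rangle\!\rangle=\operatorname{tr}A^\dagger B,\qquad (I\otimes\langle j|)|A\rangle\!\rangle=A|j\rangle,\qquad \operatorname{tr}_{\rm out}|A\rangle\!\rangle\langle\!\langle B|=(B^\dagger A)^T .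
\end{equation}
A channel on $\mathbb C^d$ is a map $\rho\mapsto\sum_aK_a\rho K_a^\dagger$ with $\sum_aK_a^\dagger K_a=I$, and its Choi operator $C=\sum_a|K_a\rangle\!\rangle\langle\!\langle K_a|$ satisfies $\operatorname{tr}_{\rm out}C=I$. On $\mathcal H=\bigotimes_{i=1}^n(\mathbb C^d_{\rm out}\otimes\mathbb C^d_{\rm in})_i$ define, for $A\in M_d$ and $s\subset[n]$,
\[
v_s(A)=\bigotimes_{i\in s}|A\rangle\!\rangle_i\otimes\bigotimes_{i\notin s}|I\rangle\!\rangle_i .
\]
The hypothesis ``the anomalous set is $r$'' is the averaged Choi operator $\Omega_r=\int v_r(U)v_r(U)^\dagger\,dU$.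

\begin{definition}\label{def:tester}
A \emph{tester} is a family of positive semidefinite operators $T_r$ ($r\subset[n]$, $|r|=k$) and $T_?$ on $\mathcal H$ whose sum $\Theta$ satisfies $\operatorname{tr}(\Theta C)=1$ for every product $C=C_1\otimes\dots\otimes C_n$ of Choi operators of channels. It is \emph{parallel} if $\Theta=I_{\rm out}\otimes\sigma_{\rm in}$ for a density operator $\sigma$. It has \emph{zero error} if $\operatorname{tr}(T_r\Omega_s)=0$ for all $r\ne s$. Its success probability is $\frac1N\sum_r\operatorname{tr}(T_r\Omega_r)$, and $P_{\rm opt}$ denotes the supremum of this number over zero-error testers.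
\end{definition}

Every protocol that uses each device once, with ancillas and with arbitrary operations between the uses, defines a tester. Fix a complete record of a run: all measurement outcomes, all Kraus indices of the operations performed by the experimenter, and a basis vector of the final register. If device $i$ acts by an operator $K_i$, the amplitude of this record is linear in each $K_i$, so it equals $\langle\tau|\bigotimes_i|K_i\rangle\!\rangle$ for a vector $\tau\in\mathcal H$. Summing squared moduli over the records that end in output $r$, and over the Kraus operators of the devices, gives the probability $\operatorname{tr}(T_rC)$ with $T_r=\sum_\tau|\tau\rangle\langle\tau|\ge0$; total probability one is the condition on $\Theta$. If the protocol feeds one joint state to all devices at once, with reduced state $\rho$ on their inputs, and then measures, the total weight of a joint operator $K$ on $(\mathbb C^d)^{\otimes n}$ is $\operatorname{tr}K^\dagger K\rho=\langle\!\langle K|I\otimes\rho^T|K\rangle\!\rangle$, so $\Theta=I\otimes\rho^T$ and the tester is parallel.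 Our upper bounds on $P_{\rm opt}$ use only Definition~\ref{def:tester}, and our lower bounds come from explicit parallel or sequential protocols. All statements below therefore remain true if $P_{\rm opt}$ is taken over parallel and sequential protocols only.

Two facts about Haar measure on a compact group are used throughout. It has full support, so a continuous nonnegative function with zero integral vanishes identically. And Schur orthogonality holds: for irreducible unitary representations $\pi,\pi'$,
\begin{equation}\label{eq:schur}
\int\operatorname{tr}(A\pi(U))\,\overline{\operatorname{tr}(C\pi'(U))}\,dU=\begin{cases}\operatorname{tr}(AC^\dagger)/\dim\pi,&\pi=\pi',\\ 0,&\pi,\pi'\text{ inequivalent.}\end{cases}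
\end{equation}

\subsection{The local strategy and the conjecture}

The simplest way never to accuse a normal device is to check whether a state comes back unchanged. For a density matrix $\rho$ on $\mathbb C^d$, the \emph{$\rho$-test} prepares the unit vector $|\sqrt\rho\,\rangle\!\rangle$, applies the device to the first factor, measures the projector onto $|\sqrt\rho\,\rangle\!\rangle$ against its complement, and \emph{flags} the device on the second outcome. A normal device is never flagged. An anomalous one is flagged with probability $1-|\langle\!\langle\sqrt\rho\,|U\sqrt\rho\,\rangle\!\rangle|^2=1-|\operatorname{tr}\rho U|^2$. By \eqref{eq:schur} the average of this number is $1-\operatorname{tr}\rho^2/d$, which is largest for $\rho=I/d$. This choice is the \emph{local test}: the input is the maximally entangled state $|\Phi\rangle=d^{-1/2}|I\rangle\!\rangle$ and the flag is the outcome $\Pi=I-|\Phi\rangle\langle\Phi|$. With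
\[
t=\operatorname{tr}U,\qquad U_0=U-\frac td\,I,\qquad g(U)=1-\frac{|t|^2}{d^2},
\]
the flag probability is $g(U)$, and $\Pi|U\rangle\!\rangle=|U_0\rangle\!\rangle$.

The \emph{local strategy} applies the local test to every device and answers when $k$ devices are flagged. It is parallel, has zero error, and succeeds with probability
\[
P_s(k,d)=\int g^k\,dU=\frac1{d^{2k}}\sum_{m=0}^k(-1)^m\binom km f_{m,d}\,d^{2(k-m)},\qquad f_{m,d}=\int|\operatorname{tr}U|^{2m}\,dU,
\]
which does not depend on $n$. Here $f_{m,d}=m!$ for $d\ge m$, so $P_s(1,d)=1-d^{-2}$ and $P_s(2,d)=1-2d^{-2}+2d^{-4}$. For $d=2$ the $f_{m,2}$ are the Catalan numbers; in terms of the eigenvalues $e^{\pm i\theta}$, which have density $\frac2\pi\sin^2\theta$ on $[0,\pi]$, one has $g=\sin^2\theta$ and $P_s(k,2)=\frac2\pi\int_0^\pi\sin^{2k+2}\theta\,d\theta=2^{-2k}\binom{2k+1}{k+1}$.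

The prior on $U$ singles out no basis, the input $I/d$ is the best of the $\rho$-tests on a single device, and the local strategy is known to be optimal among all testers for $k=1$ and for $d=k=2$, where the optimum is $5/8$ for every $n\ge4$. It is natural to expect the same in general. The problem treated here comes from Llorens, Diebra, Sedl\'ak and Mu\~noz-Tapia \cite{LDSM}:
\begin{quote}
\emph{Conjecture.} For all $d\ge2$, $k\ge1$ and $n\ge2k$, $P_{\rm opt}=P_s(k,d)$.
\end{quote}

\subsection{Results}

\begin{theorem}\label{thm:main}
Let $d\ge2$, $k\ge1$, $n\ge2k$.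
\begin{itemize}
\item[(a)] If $d=2$ or $k=1$, then $P_{\rm opt}=P_s(k,d)$.
\item[(b)] If $d\ge3$ and $k\ge2$, then $P_{\rm opt}>P_s(k,d)$, and the improvement is achieved by a sequential protocol whose success probability does not depend on $n$. For $k=2$,
\[
P_{\rm opt}\ \ge\ P_s(2,d)+\frac{(d^2-4)^2}{d^4(d+1)(d^4-2d^2+4d-6)} .
\]
For $d=3$, $k=2$ the right side is $\frac{65}{81}+\frac{25}{22356}$.
\end{itemize}
\end{theorem}

\begin{theorem}\label{thm:radius}
Let $n\ge2k$, and let $R(U)=\min_{c\in\mathbb C}\|U-cI\|$ (operator norm) be the radius of the smallest disc containing the spectrum of $U$. Then $P_{\rm opt}\le\int R(U)^{2k}\,dU$.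
\end{theorem}

\begin{theorem}\label{thm:few}
If $k\le n<2k$, then $P_{\rm opt}>P_s(k,d)$ for every $d\ge2$. Consequently, for $1\le k\le n$ and $d\ge2$, the local strategy is optimal if and only if $n\ge2k$ and ($d=2$ or $k=1$).
\end{theorem}

\begin{theorem}\label{thm:parallel}
For $k=2$, $n\ge4$ and all $d\ge2$, the local strategy is optimal among parallel testers. Hence for $d\ge3$ sequential testers are strictly better than parallel ones.
\end{theorem}

So the conjecture is false as stated. For $d\ge3$, $k\ge2$, $n\ge 2k$ we do not determine $P_{\rm opt}$; it satisfies $P_s(k,d)<P_{\rm opt}\le\int R(U)^{2k}\,dU$.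

\subsection{Two ways to measure the spread of the spectrum}\label{sec:norms}

The dividing line in Theorem~\ref{thm:main} has a geometric explanation. With $\|\cdot\|_2$ the Hilbert--Schmidt norm, $\|U-cI\|_2^2=d\,g+d\,|c-t/d|^2$. Hence
\[
g(U)=\min_c\tfrac1d\|U-cI\|_2^2\ \le\ \min_c\|U-cI\|^2=R(U)^2 .
\]
Both quantities measure how far $U$ is from a scalar: $g$ is the mean squared distance of the eigenvalues from their centroid $t/d$, and $R$ is a worst-case distance. The local strategy achieves $\int g^k$, and no tester beats $\int(R^2)^k$. The operator that decides whether the two differ is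
\begin{equation}\label{eq:H}
H=U_0^\dagger U_0=\Bigl(1+\frac{|t|^2}{d^2}\Bigr)I-\frac1d\bigl(\bar t\,U+t\,U^\dagger\bigr),\qquad \operatorname{tr}H=d\,g,
\end{equation}
whose eigenvalues are the squared distances from the centroid. If $H=gI$ then $R^2\le\|U_0\|^2=g$ and the bounds meet. Two points are always equidistant from their midpoint, so this happens for every $U$ when $d=2$. For $d\ge3$ the operator $H$ need not be scalar, and then some input directions reveal the anomaly better than others. With a single anomaly nothing can tell us which. With two, the first anomalous device can tell us how to test the second.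

\section{Zero error hides the scalar part of the anomaly}\label{sec:lemma}

All upper bounds rest on one observation: when $n\ge2k$, a zero-error outcome $T_r$ cannot distinguish $U$ from $U-cI$. We first extend the zero-error condition from unitaries to all matrices.

\begin{lemma}\label{lem:kill}
Let $(T_r,T_?)$ be a zero-error tester. Then $T_rv_s(A)=0$ for all $A\in M_d$ and all $k$-sets $s\ne r$.
\end{lemma}

\begin{proof}
The function $U\mapsto\langle v_s(U)|T_r|v_s(U)\rangle=\|T_r^{1/2}v_s(U)\|^2$ is continuous and nonnegative with integral $\operatorname{tr}(T_r\Omega_s)=0$, so $T_rv_s(U)=0$ on $\mathrm{SU}(d)$. Let $p(A)$ be a component of $T_rv_s(A)$. It is a homogeneous polynomial of degree $k$ in the entries of $A$, without complex conjugates. Every unitary is a phase times an element of $\mathrm{SU}(d)$, so $p$ vanishes on $\mathrm U(d)$ by homogeneity. For unitaries $V,V'$ the polynomial $z\mapsto p(V\operatorname{diag}(z_1,\dots,z_d)V')$ vanishes when all $|z_j|=1$; a polynomial in one variable that vanishes on the unit circle is zero, so, one variable at a time, it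 vanishes for all $z\in\mathbb C^d$. By the singular value decomposition every $A$ has the form $V\operatorname{diag}(z)V'$.
\end{proof}

\begin{example}\label{ex:shift}
For $k=1$, $n=2$, the operator $T_{\{1\}}$ annihilates $|I\rangle\!\rangle|A\rangle\!\rangle$ for all $A$, in particular $|I\rangle\!\rangle|I\rangle\!\rangle$. Hence $T_{\{1\}}$ takes the same value on $|A\rangle\!\rangle|I\rangle\!\rangle$ and on $|A-cI\rangle\!\rangle|I\rangle\!\rangle$.

For $k=2$ write $w_i=v_{\{i\}}(A)$. Then $v_{\{1,2\}}(A-cI)=v_{\{1,2\}}(A)-c(w_1+w_2)+c^2|I\rangle\!\rangle^{\otimes n}$. For $s=\{i,j\}\ne\{1,2\}$ the operator $T_{\{1,2\}}$ annihilates $v_s(I+\epsilon A)$ for all $\epsilon$, hence each coefficient of this polynomial in $\epsilon$, in particular $|I\rangle\!\rangle^{\otimes n}$ and $w_i+w_j$. If $n=4$, then $w_1+w_2=(w_1+w_3)+(w_2+w_4)-(w_3+w_4)$ is annihilated too, and the shift by $c$ is invisible. If $n=3$, only $w_1+w_3$ and $w_2+w_3$ are available, and for traceless $A\neq0$, when the $w_i$ are orthogonal, $w_1+w_2$ is not a combination of them. Section~\ref{sec:few} turns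 this failure into a better protocol.
\end{example}

In general we pair each anomalous site with a spare normal site and antisymmetrize within each pair. This is the only step of the upper bounds that needs $n\ge2k$.

\begin{lemma}\label{lem:shift}
Let $n\ge2k$ and let $(T_r,T_?)$ be a zero-error tester. Then $T_rv_r(A)=T_rv_r(A-cI)$ for all $A\in M_d$, $c\in\mathbb C$. In particular $\langle v_r(A)|T_r|v_r(A)\rangle$ is unchanged under $A\to A-cI$.
\end{lemma}

\begin{proof}
Let $r=\{a_1,\dots,a_k\}$ and choose distinct $b_1,\dots,b_k\notin r$. For $S\subset[k]$ let $r_S$ be the $k$-set obtained from $r$ by replacing $a_i$ with $b_i$ for $i\in S$. Expanding the product on the right gives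
\[
\sum_{S\subset[k]}(-1)^{|S|}v_{r_S}(A)=\bigotimes_{i=1}^k\Bigl(|A\rangle\!\rangle_{a_i}|I\rangle\!\rangle_{b_i}-|I\rangle\!\rangle_{a_i}|A\rangle\!\rangle_{b_i}\Bigr)\otimes|I\rangle\!\rangle_{\rm rest}.
\]
Under $A\to A-cI$ each bracket changes by $-c|I\rangle\!\rangle|I\rangle\!\rangle+c|I\rangle\!\rangle|I\rangle\!\rangle=0$, so the left side is the same for $A$ and $A-cI$. Apply $T_r$. Since $r_S\ne r$ for $S\neq\emptyset$, Lemma~\ref{lem:kill} leaves only the term $S=\emptyset$, for $A$ and for $A-cI$ alike. The last claim follows because $T_r$ is Hermitian.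
\end{proof}

\section{Upper bounds: Theorem~\ref{thm:radius} and Theorem~\ref{thm:main}(a)}\label{sec:upper}

The normalization of a tester enters in the following form: if $0\le X\le C$ with $C$ a product of Choi operators of channels, then
\begin{equation}\label{eq:dominate}
\operatorname{tr}(T_rX)\le\operatorname{tr}(T_rC)\le\operatorname{tr}(\Theta C)=1 .
\end{equation}
Applied to $v_r(U)v_r(U)^\dagger$ itself this gives only the trivial bound $1$. Lemma~\ref{lem:shift} lets us shrink $U$ first.

\begin{proof}[Proof of Theorem~\ref{thm:radius}]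
Fix $U$ and $r$, and let $c$ attain the minimum in $R=R(U)$. If $R=0$, then $U=cI$ and $T_rv_r(U)=T_rv_r(0)=0$. If $R>0$, put $K=(U-cI)/R$, so that $\|K\|\le1$. By Lemma~\ref{lem:shift} and homogeneity of degree $k$,
\[
\langle v_r(U)|T_r|v_r(U)\rangle=R^{2k}\langle v_r(K)|T_r|v_r(K)\rangle .
\]
A contraction is a Kraus operator of a channel: with $K'=(I-K^\dagger K)^{1/2}$, the operator $C_K=|K\rangle\!\rangle\langle\!\langle K|+|K'\rangle\!\rangle\langle\!\langle K'|$ is a Choi operator. Expanding the product of $C_K$ on the sites of $r$ and $|I\rangle\!\rangle\langle\!\langle I|$ on the other sites gives $v_r(K)v_r(K)^\dagger$ plus positive terms, so \eqref{eq:dominate} bounds the matrix element on the right by $1$. The function $R$ is continuous, since $|R(U)-R(U')|\le\|U-U'\|$. Integrate over $U$ and average over $r$.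
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}(a)]
The local strategy attains $P_s(k,d)$, so only the upper bound is needed.

Let $d=2$. The smallest disc containing $e^{\pm i\theta}$ has center $\cos\theta$ and radius $|\sin\theta|$, so $R^2=\sin^2\theta=g$, and Theorem~\ref{thm:radius} gives $P_{\rm opt}\le\int g^k\,dU=P_s(k,2)$.

Let $k=1$. This case is known; here is a short proof. Theorem~\ref{thm:radius} is too weak when $d\geq3$, because $R^2>g$ on an open set (Example~\ref{ex:qutrit} exhibits such a point for $d=3$), so we average over $U$ before applying \eqref{eq:dominate}. By \eqref{eq:schur}, $\int|\langle\!\langle A|U\rangle\!\rangle|^2dU=\|A\|_2^2/d$, that is, $\int|U\rangle\!\rangle\langle\!\langle U|\,dU=I/d$; multiplying by $\Pi$ on both sides gives $\int|U_0\rangle\!\rangle\langle\!\langle U_0|\,dU=\Pi/d$. Let $E_0=I,E_1,\dots,E_{d^2-1}$ be the Weyl unitaries, the products of powers of the cyclic shift and of $\operatorname{diag}(1,\omega,\dots,\omega^{d-1})$, $\omega=e^{2\pi i/d}$. They satisfy $\operatorname{tr}E_a^\dagger E_b=d\,\delta_{ab}$, so the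 vectors $d^{-1/2}|E_a\rangle\!\rangle$ form an orthonormal basis whose first element is $|\Phi\rangle$, and $\Pi/d=d^{-2}\sum_{a\ne0}|E_a\rangle\!\rangle\langle\!\langle E_a|$. Lemma~\ref{lem:shift} with $c=t/d$ and \eqref{eq:dominate} give
\[
\operatorname{tr}(T_r\Omega_r)=\int\langle v_r(U_0)|T_r|v_r(U_0)\rangle\,dU=\frac1{d^2}\sum_{a\ne0}\langle v_r(E_a)|T_r|v_r(E_a)\rangle\le\frac{d^2-1}{d^2}=P_s(1,d).
\]
Averaging over $r$ completes the proof.
\end{proof}

In both cases $\int v_r(U_0)v_r(U_0)^\dagger dU$ is $P_s(k,d)$ times an average of Choi operators of product channels: for $d=2$ because $U_0/\sqrt g$ is unitary when $g>0$, for $k=1$ by the Weyl expansion. For $k=2$, $d\ge3$ no such representation exists, since by Lemma~\ref{lem:G} below the input marginal of this operator is not a multiple of the identity.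

\section{An adaptive protocol: Theorem~\ref{thm:main}(b)}\label{sec:adaptive}

\subsection{The idea on one qutrit unitary}

After a flag in the local test the unnormalized state is $d^{-1/2}|U_0\rangle\!\rangle$. The local strategy discards it. Measuring instead its second factor in the standard basis yields, by \eqref{eq:choi}, ``flag and outcome $j$'' with probability $h_j/d$, where
\[
h_j=\|U_0|j\rangle\|^2=\langle j|H|j\rangle,\qquad \frac1d\sum_jh_j=g .
\]
The outcome is biased toward the directions in which $U$ deviates most from $(t/d)I$, so we tilt the next test toward $|j\rangle$ and use the $\rho_j$-test with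
\[
\rho_j=(1-\epsilon)\frac Id+\epsilon|j\rangle\langle j|,\qquad \epsilon\in[0,1].
\]

\begin{example}\label{ex:qutrit}
Let $d=3$, $k=2$ and $U=\operatorname{diag}(1,-1,-1)\in\mathrm{SU}(3)$. Then $t=-1$, $g=\frac89$, $R=1$, $U_0=\operatorname{diag}(\frac43,-\frac23,-\frac23)$ and $(h_1,h_2,h_3)=(\frac{16}9,\frac49,\frac49)$. We have $\operatorname{tr}\rho_1U=-\frac13(1-4\epsilon)$ and $\operatorname{tr}\rho_jU=-\frac13(1+2\epsilon)$ for $j=2,3$. For small $\epsilon$ the tilt helps after the likely outcome $j=1$ and hurts after the unlikely ones. Both anomalous devices are flagged with probability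
\[
\frac{16}{27}\Bigl(1-\frac{(1-4\epsilon)^2}9\Bigr)+\frac8{27}\Bigl(1-\frac{(1+2\epsilon)^2}9\Bigr)=\frac{64}{81}+\frac{32}{81}\,(\epsilon-3\epsilon^2),
\]
which exceeds $g^2=\frac{64}{81}$ for $0<\epsilon<\frac13$.
\end{example}

One favorable $U$ proves nothing about the Haar average. The point of the general computation is that the term linear in $\epsilon$ is a variance, hence nonnegative for \emph{every} $U$.

\subsection{The protocol and its success probability}

Let $k\ge2$ and use the devices one after another.
\begin{enumerate}
\item Until the first flag, apply the local test.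
\item At the first flag, measure the second factor of that device's state in the standard basis; call the outcome $j$.
\item Until the second flag, apply the $\rho_j$-test to each further device.
\item After the second flag, apply the local test to all remaining devices.
\item If exactly $k$ devices are flagged, output the flagged set; otherwise declare the run inconclusive.
\end{enumerate}
Each device is used once. Normal devices are never flagged, so the flagged set lies in $r$ and the protocol has zero error. It succeeds exactly when every anomalous device is flagged; then the first of them meets the local test followed by step~2, the second meets the $\rho_j$-test, and the other $k-2$ meet the local test. Normal devices play no role, so the success probability depends neither on $r$ nor on $n$.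

Put $u_j=\langle j|U_0|j\rangle=U_{jj}-t/d$. Taking the $(j,j)$ entry of \eqref{eq:H} and subtracting $g$ gives
\begin{equation}\label{eq:hu}
h_j-g=\frac{2|t|^2}{d^2}-\frac2d\operatorname{Re}(\bar t\,U_{jj})=-\frac2d\operatorname{Re}(\bar t\,u_j).
\end{equation}
Since $\operatorname{tr}\rho_jU=t/d+\epsilon u_j$, the $\rho_j$-test flags with probability
\[
1-\frac{|t|^2}{d^2}-\frac{2\epsilon}d\operatorname{Re}(\bar t\,u_j)-\epsilon^2|u_j|^2=g+\epsilon(h_j-g)-\epsilon^2|u_j|^2 .
\]
Thus the same number $h_j$ governs the probability of the outcome $j$ and the first-order gain from tilting toward $j$. Because the $h_j$ have mean $g$, we have $\frac1d\sum_jh_j(h_j-g)=\frac1d\sum_j(h_j-g)^2$, and the success probability is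
\begin{equation}\label{eq:gain}
\int g^{k-2}\sum_j\frac{h_j}d\bigl[g+\epsilon(h_j-g)-\epsilon^2|u_j|^2\bigr]dU=P_s(k,d)+\epsilon L_k-\epsilon^2Q_k,
\end{equation}
\[
L_k=\int g^{k-2}\,\frac1d\sum_j(h_j-g)^2\,dU,\qquad Q_k=\int g^{k-2}\,\frac1d\sum_jh_j|u_j|^2\,dU .
\]
Both integrands are continuous, hence bounded, and nonnegative.

For $d=2$ we have $h_j=g$ and $L_k=0$, in agreement with part (a). For $d\ge3$ we claim $L_k>0$. The integrand is unchanged when $U$ is multiplied by a phase, so we may evaluate it at $\operatorname{diag}(-1,1,\dots,1)$, a phase multiple of an element of $\mathrm{SU}(d)$. There $t=d-2$, $g=4(d-1)/d^2>0$, $u_1=-2(d-1)/d$, and \eqref{eq:hu} gives $h_1-g=4(d-1)(d-2)/d^2>0$. Full support of Haar measure gives $L_k>0$. For small $\epsilon>0$ the right side of \eqref{eq:gain} exceeds $P_s(k,d)$. This proves the first sentence of Theorem~\ref{thm:main}(b).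

\subsection{Second moments of Haar measure}

The explicit bound for $k=2$, and all of Section~\ref{sec:parallel}, need averages of degree two in $U$ and in $\bar U$. Let $F$ be the swap on $\mathbb C^d\otimes\mathbb C^d$, so that $\operatorname{tr}F(A\otimes B)=\operatorname{tr}AB$. The projectors $P_\pm=(I\pm F)/2$ project onto $\mathrm{Sym}^2\mathbb C^d$ and $\Lambda^2\mathbb C^d$, which under $U\otimes U$ are irreducible representations of $\mathrm{SU}(d)$ of different dimensions $d_\pm=d(d\pm1)/2$. Put $X_\pm=P_\pm XP_\pm$ and $F^\circ=F-I/d$.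

\begin{lemma}\label{lem:moments}
Let $X,Y\in M_d\otimes M_d$ and $A,B,C,D\in M_d$.
\begin{itemize}
\item[(i)] $\displaystyle\int\operatorname{tr}(XU^{\otimes2})\,\overline{\operatorname{tr}(YU^{\otimes2})}\,dU=\frac{\operatorname{tr}X_+Y_+^\dagger}{d_+}+\frac{\operatorname{tr}X_-Y_-^\dagger}{d_-}$.
\item[(ii)] $\displaystyle\int\operatorname{tr}(AU)\operatorname{tr}(BU)\,\overline{\operatorname{tr}(CU)\operatorname{tr}(DU)}\,dU$ equals
\[
\frac{\operatorname{tr}AC^\dagger\operatorname{tr}BD^\dagger+\operatorname{tr}AD^\dagger\operatorname{tr}BC^\dagger}{d^2-1}-\frac{\operatorname{tr}AC^\dagger BD^\dagger+\operatorname{tr}AD^\dagger BC^\dagger}{d(d^2-1)} .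
\]
\item[(iii)] $\int|t|^2dU=1$, $\int|t|^4dU=2$, $\int\bar t^{\,2}\operatorname{tr}U^2\,dU=0$.
\item[(iv)] If $X$ commutes with all $V\otimes V$, $V\in\mathrm{SU}(d)$, then $X=\dfrac{\operatorname{tr}X}{d^2}\,I+\dfrac{\operatorname{tr}F^\circ X}{d^2-1}\,F^\circ$.
\end{itemize}
\end{lemma}

\begin{proof}
(i) Since $U^{\otimes2}$ is block diagonal, $\operatorname{tr}XU^{\otimes2}=\operatorname{tr}X_+U^{\otimes2}+\operatorname{tr}X_-U^{\otimes2}$; apply \eqref{eq:schur} to the two blocks.

(ii) This is the second-moment Weingarten formula \cite{CS}; it also follows from (i) with $X=A\otimes B$, $Y=C\otimes D$. Indeed $4\operatorname{tr}X_\pm Y_\pm^\dagger=\operatorname{tr}XY^\dagger+\operatorname{tr}FXFY^\dagger\pm(\operatorname{tr}FXY^\dagger+\operatorname{tr}XFY^\dagger)$, the four traces are the four numerator terms of (ii) in the order written, and $\frac14(\frac1{d_+}+\frac1{d_-})=\frac1{d^2-1}$, $\frac14(\frac1{d_+}-\frac1{d_-})=-\frac1{d(d^2-1)}$.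

(iii) The first value is \eqref{eq:schur} with $A=C=I$. Part (i) with $X=Y=I$ gives $1+1$, and with $X=F$, $Y=I$ it gives $1-1$.

(iv) By Schur's lemma $X$ is a combination of $P_\pm$, hence of $I$ and $F^\circ$. These are orthogonal because $\operatorname{tr}F^\circ=d-d=0$, and $\operatorname{tr}(F^\circ)^2=d^2-2+1=d^2-1$.
\end{proof}

\subsection{The gain for two anomalies}

Haar measure is invariant under conjugation by permutation matrices, so all $j$ contribute equally: $L_2=\int(h_1-g)^2dU$ and $Q_2=\int h_1|u|^2dU$ with $u=u_1=\operatorname{tr}\delta U$, $\delta=|1\rangle\langle1|-I/d$. The eigenvalues of $\delta$ are $1-\frac1d$ (once) and $-\frac1d$ ($d-1$ times), so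
\[
\operatorname{tr}\delta=0,\qquad\operatorname{tr}\delta^2=\frac{d-1}d,\qquad\operatorname{tr}\delta^3=\frac{(d-1)(d-2)}{d^2}.
\]
From \eqref{eq:schur}, $\int|u|^2dU=\frac{d-1}{d^2}$. Lemma~\ref{lem:moments}(ii) with $(A,B,C,D)=(I,\delta,I,\delta)$, $(\delta,\delta,I,\delta)$, $(\delta,\delta,I,I)$ gives in turn
\begin{align*}
\int|t|^2|u|^2dU&=\frac{d\operatorname{tr}\delta^2}{d^2-1}-\frac{2\operatorname{tr}\delta^2}{d(d^2-1)}=\frac{d^2-2}{d^2(d+1)},\\
\int\bar t\,u|u|^2dU&=-\frac{2\operatorname{tr}\delta^3}{d(d^2-1)}=-\frac{2(d-2)}{d^3(d+1)},\\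
\int\bar t^{\,2}u^2dU&=-\frac{2\operatorname{tr}\delta^2}{d(d^2-1)}=-\frac2{d^2(d+1)} .
\end{align*}
By \eqref{eq:hu} and $(\operatorname{Re}z)^2=\frac12(|z|^2+\operatorname{Re}z^2)$,
\begin{equation}\label{eq:L2}
L_2=\frac2{d^2}\Bigl[\frac{d^2-2}{d^2(d+1)}-\frac2{d^2(d+1)}\Bigr]=\frac{2(d^2-4)}{d^4(d+1)},
\end{equation}
and, with $h_1=1-|t|^2/d^2-\frac2d\operatorname{Re}(\bar tu)$,
\[
Q_2=\frac{d-1}{d^2}-\frac{d^2-2}{d^4(d+1)}+\frac{4(d-2)}{d^4(d+1)}=\frac{d^4-2d^2+4d-6}{d^4(d+1)} .
\]
The gain $\epsilon L_2-\epsilon^2Q_2$ is largest at $\epsilon=L_2/(2Q_2)=\frac{d^2-4}{d^4-2d^2+4d-6}$. This lies in $(0,1)$ for $d\ge3$, since the denominator exceeds the numerator by $d^2(d^2-3)+4d-2>0$. The gain there is $L_2^2/(4Q_2)$, the value stated in Theorem~\ref{thm:main}(b). For $d=3$, $\epsilon=\frac5{69}$ and the gain is $\frac{25}{81\cdot4\cdot69}=\frac{25}{22356}$. This completes the proof of Theorem~\ref{thm:main}.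

\section{Fewer than $2k$ devices: Theorem~\ref{thm:few}}\label{sec:few}

When $n<2k$, runs in which fewer than $k$ devices leave the state $|\Phi\rangle$ can still determine $r$, provided we measure \emph{how many} devices left it without reading \emph{which}. Feed $|\Phi\rangle$ to every device and write
\[
(U\otimes I)|\Phi\rangle=\alpha|\Phi\rangle+|\eta\rangle,\qquad\alpha=t/d,\quad\eta\perp\Phi,\quad\|\eta\|^2=g .
\]
For $0\le q\le n$ let $\mathcal H_q$ be the span of product vectors with $q$ sites orthogonal to $\Phi$ and the others equal to $\Phi$. These subspaces are orthogonal and span the whole space. Listing the $q$ sites in increasing order identifies $\mathcal H_q$ with $\mathbb C^{\binom nq}\otimes(\Phi^\perp)^{\otimes q}$, where the first factor has a basis $|p\rangle$ indexed by $q$-subsets $p\subset[n]$. Expanding $(\alpha\Phi+\eta)^{\otimes r}\otimes\Phi^{\otimes r^c}$, the component of the output in $\mathcal H_q$ is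
\begin{equation}\label{eq:sector}
\alpha^{k-q}\,e_r\otimes\eta^{\otimes q},\qquad e_r=\sum_{p\subset r,\ |p|=q}|p\rangle .
\end{equation}
The same $\eta$ appears at every site because the anomalous devices apply the same $U$; this is what makes the dependence on $r$ factor out.

\begin{example}
Let $k=2$, $n=3$, $q=1$. If we learn that site $1$ alone left $\Phi$, then $r$ may be $\{1,2\}$ or $\{1,3\}$. But the vectors $e_{12}=|1\rangle+|2\rangle$, $e_{13}=|1\rangle+|3\rangle$, $e_{23}=|2\rangle+|3\rangle$ are linearly independent, with dual vectors $f_{12}=\frac12(|1\rangle+|2\rangle-|3\rangle)$ and its permutations. The matrix $\sum_r|f_r\rangle\langle f_r|$ has diagonal entries $\frac34$ and off-diagonal entries $-\frac14$, so its eigenvalues are $1,1,\frac14$ and it is at most $I$. Measuring the $|f_r\rangle\langle f_r|\otimes I$ in $\mathcal H_1$ adds $\int|\alpha|^2g\,dU=d^{-2}-2d^{-4}$ to $P_s(2,d)$, for a total of $1-d^{-2}$. For qubits this is $\frac34>\frac58$.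
\end{example}

\begin{proof}[Proof of Theorem~\ref{thm:few}]
Let $q=n-k$, so $0\le q<k$ and $\binom nq=\binom nk$. The matrix with entries $\langle p|e_r\rangle$ is the square inclusion matrix of $q$-subsets versus $(n-q)$-subsets, which is nonsingular by Gottlieb's theorem \cite{Gottlieb}. One way to see this: view subsets as the spin-up positions of $n$ spins $\frac12$, with total spin operators $J_+,J_z$. Then $J_+^{\,k-q}|p\rangle=(k-q)!\sum_{r\supset p,\,|r|=k}|r\rangle$, the $q$-sets and $k$-sets span the eigenspaces $J_z=\mp\frac{k-q}2$, and in every irreducible spin representation $J_+^{\,2m}$ maps the eigenspace $J_z=-m$ bijectively onto the eigenspace $J_z=m$.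

So the $e_r$ form a basis, with dual vectors $f_r$, $\langle f_r|e_s\rangle=\delta_{rs}$. Choose $\nu>0$ with $\nu\sum_r|f_r\rangle\langle f_r|\le I$. Measure which $\mathcal H_j$ the output lies in. If $j=k$, read the positions; this part is the local strategy and contributes $P_s(k,d)$. If $j=q$, measure the operators $\nu|f_r\rangle\langle f_r|\otimes I$, completed by an inconclusive outcome. For all other $j$ declare the run inconclusive. By \eqref{eq:sector}, under hypothesis $r$ the outcome $s$ in $\mathcal H_q$ has probability $\nu\,\delta_{rs}|\alpha|^{2(k-q)}g^q$. No error occurs, and the success probability increases by $\nu\int|\alpha|^{2(k-q)}g^q\,dU$. This is positive because the integrand is positive at $\operatorname{diag}(e^{i\theta},e^{-i\theta},1,\dots,1)$ for small $\theta>0$, where $0<|t|<d$. The classification follows by combining this with Theorem~\ref{thm:main}.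
\end{proof}

\section{Parallel testers for two anomalies: Theorem~\ref{thm:parallel}}\label{sec:parallel}

For $d=2$ the claim is contained in Theorem~\ref{thm:main}(a). Let $k=2$, $n\ge4$, $d\ge3$, $N=\binom n2$.

\subsection{The dual bound and a first attempt}

Suppose $Y\ge0$ on $\mathcal H$ satisfies $\operatorname{tr}(T_rY)=\frac1N\operatorname{tr}(T_r\Omega_r)$ for every zero-error tester and every $r$. For a parallel zero-error tester the success probability is then
\begin{equation}\label{eq:dual}
\sum_r\operatorname{tr}(T_rY)\le\operatorname{tr}\bigl((I\otimes\sigma)Y\bigr)=\operatorname{tr}\bigl(\sigma\operatorname{tr}_{\rm out}Y\bigr).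
\end{equation}
It suffices to find such a $Y$ with $\operatorname{tr}_{\rm out}Y=P_s(2,d)\,I$. The obvious candidate is
\[
Y_0=\frac1N\sum_r\widetilde\Omega_r,\qquad\widetilde\Omega_r=\int v_r(U_0)v_r(U_0)^\dagger\,dU .
\]
By Lemma~\ref{lem:kill}, $\operatorname{tr}(T_r\widetilde\Omega_s)=0$ for $s\ne r$, and by Lemma~\ref{lem:shift} (this is where $n\ge4$ enters) $\operatorname{tr}(T_r\widetilde\Omega_r)=\operatorname{tr}(T_r\Omega_r)$. So $Y_0$ is admissible. Its marginal is found from \eqref{eq:choi}: $\operatorname{tr}_{\rm out}\widetilde\Omega_r$ is the transpose of $G=\int H\otimes H\,dU$ on the sites of $r$, tensored with the identity elsewhere.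

\begin{lemma}\label{lem:G}
$G=G^T=P_s(2,d)\,I+bF^\circ$ with $b=\dfrac{2(d^2-4)}{d^3(d^2-1)}$.
\end{lemma}

\begin{proof}
By invariance of Haar measure under conjugation, $G$ commutes with all $V\otimes V$, so Lemma~\ref{lem:moments}(iv) applies, and $F^T=F$. The coefficient of $I$ is $d^{-2}\int(\operatorname{tr}H)^2dU=\int g^2dU$. Next, $b(d^2-1)=\int[\operatorname{tr}H^2-\frac1d(\operatorname{tr}H)^2]\,dU$. The bracket is unchanged when a scalar is added to $H$, so by \eqref{eq:H} we may replace $H$ by $-Z/d$ with $Z=\bar tU+tU^\dagger$. Since $\operatorname{tr}Z=2|t|^2$ and $\operatorname{tr}Z^2=2d|t|^2+2\operatorname{Re}(\bar t^{\,2}\operatorname{tr}U^2)$, Lemma~\ref{lem:moments}(iii) gives $b(d^2-1)=d^{-2}(2d+0-8/d)=2(d^2-4)/d^3$.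
\end{proof}

Therefore $\operatorname{tr}_{\rm out}Y_0=P_s(2,d)I+\frac bN\sum_{i<j}F^\circ_{ij}$. On totally symmetric vectors the excess is $b(1-\frac1d)$, which by \eqref{eq:L2} equals $L_2$: the quantity that drives the adaptive gain is also what spoils the first attempt. The remedy is to subtract terms that no zero-error tester can see.

\subsection{Invisible cross terms}

For $r'\ne s'$ and any $W\in M_d$ we have $\langle v_{s'}(W)|T_r|v_{r'}(W)\rangle=0$ for every $r$, because at least one of $r',s'$ differs from $r$ and Lemma~\ref{lem:kill} applies. So averages of $v_{r'}(W)v_{s'}(W)^\dagger$ may be added to $Y_0$ freely, as long as the sum stays positive. Take $r'=\{l,i\}$ and $s'=\{l,j\}$ with $i,j,l$ distinct. By \eqref{eq:choi} the marginal is $(W^\dagger W)^T_l\otimes W^T_i\otimes(W^\dagger)^T_j$. To cancel $F^\circ_{ij}$ we want the identity at site $l$, so $W$ should be unitary. To keep positivity, $W$ should be traceless like $U_0$. We take the conjugacy class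
\[
W=VDV^\dagger,\qquad D=\operatorname{diag}(1,\omega,\dots,\omega^{d-1}),\qquad V\in\mathrm{SU}(d)\text{ Haar distributed},
\]
which for $d\ge3$ also has $\operatorname{tr}W^2=\sum_{j=0}^{d-1}\omega^{2j}=0$. Let $M_{rs}=\int v_r(W)v_s(W)^\dagger dV$. The operator $\int W\otimes W^\dagger dV$ commutes with all $V\otimes V$, has trace $0$, and its product with $F$ has trace $\operatorname{tr}WW^\dagger=d$. By Lemma~\ref{lem:moments}(iv),
\[
\operatorname{tr}_{\rm out}M_{\{l,i\},\{l,j\}}=\beta F^\circ_{ij},\qquad\beta=\frac d{d^2-1}.
\]
Each pair $\{i,j\}$ arises from $2(n-2)$ ordered pairs $(r,s)$ with $|r\cap s|=1$: there are $n-2$ choices of $l$ and two orders. Setting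
\[
\kappa=\frac b\beta=\frac{2(d^2-4)}{d^4},\qquad Y=Y_0-\frac{\kappa}{2(n-2)N}\sum_{|r\cap s|=1}M_{rs},
\]
with the sum over ordered pairs, we obtain
\[
\operatorname{tr}_{\rm out}Y=P_s(2,d)\,I+\frac1N\sum_{i<j}(b-\kappa\beta)F^\circ_{ij}=P_s(2,d)\,I,
\]
and $\operatorname{tr}(T_rY)=\operatorname{tr}(T_rY_0)$. By \eqref{eq:dual}, Theorem~\ref{thm:parallel} follows once $Y\ge0$; the second sentence of the theorem then follows from Theorem~\ref{thm:main}(b).

\subsection{Reduction of positivity to two sites}

Let $\mathfrak{sl}_d$ be the space of traceless matrices and $\mathcal S=\mathrm{Sym}^2(\mathfrak{sl}_d)$ the space of $X\in\mathfrak{sl}_d\otimes\mathfrak{sl}_d\subset M_d\otimes M_d$ with $FXF=X$, with the Hilbert--Schmidt inner product. It contains $A\otimes A$ for traceless $A$. Writing $|X\rangle$ for $X$ as a vector of $\mathcal S$, define on $\mathcal S$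
\[
\widetilde\Omega=\int|U_0\otimes U_0\rangle\langle U_0\otimes U_0|\,dU,\qquad M=\int|W\otimes W\rangle\langle W\otimes W|\,dV .
\]
Let $\iota:\mathbb C^N\otimes\mathcal S\to\mathcal H$ be the linear map that sends $|r\rangle\otimes X$ to the Choi vector of $X$ on the two sites of $r$, tensored with $|I\rangle\!\rangle$ on the others. It is well defined because $X$ is symmetric in the two sites, and $\iota(|r\rangle\otimes A\otimes A)=v_r(A)$. Hence $\widetilde\Omega_r=\iota(|r\rangle\langle r|\otimes\widetilde\Omega)\iota^\dagger$, $M_{rs}=\iota(|r\rangle\langle s|\otimes M)\iota^\dagger$, and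
\[
Y=\frac1N\,\iota\Bigl(I\otimes\widetilde\Omega-\frac\kappa{2(n-2)}\,\mathrm{Adj}\otimes M\Bigr)\iota^\dagger,
\]
where $\mathrm{Adj}$ is the adjacency matrix of the graph on pairs in which $r,s$ are adjacent if $|r\cap s|=1$. Every vertex has $2(n-2)$ neighbors, so $\mathrm{Adj}\le2(n-2)I$. As $M\ge0$, the bracket is at least $I\otimes(\widetilde\Omega-\kappa M)$. The number $n$ has dropped out, and it remains to prove the following.

\begin{lemma}\label{lem:A}
For $d\ge3$, $\widetilde\Omega\ge\kappa M$ on $\mathcal S$.
\end{lemma}

\subsection{Proof of Lemma~\ref{lem:A}}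

We show $\widetilde\Omega\ge d_+^{-1}I$ and $\kappa M\le d_+^{-1}I$, where $d_+^{-1}=\frac2{d(d+1)}$.

\medskip\noindent\emph{Lower bound on $\widetilde\Omega$.} Let $X\in\mathcal S$. The difference $U\otimes U-U_0\otimes U_0$ is a sum of terms with $I$ in one factor, and these are orthogonal to $\mathfrak{sl}_d\otimes\mathfrak{sl}_d$. Also $X=X_++X_-$, since $X$ commutes with $F$. Lemma~\ref{lem:moments}(i) gives
\[
\langle X|\widetilde\Omega|X\rangle=\int|\operatorname{tr}X^\dagger U^{\otimes2}|^2dU=\frac{\|X_+\|_2^2}{d_+}+\frac{\|X_-\|_2^2}{d_-}\ge\frac{\|X\|_2^2}{d_+}.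
\]

\medskip\noindent\emph{Decomposition of $\mathcal S$.} The trace of $M$ is $\|D\otimes D\|_2^2=d^2$, far too large to bound $M$ directly; we need to know that this weight is spread over large subspaces. The operator $M$ commutes with the action $X\mapsto(V\otimes V)X(V\otimes V)^\dagger$, so we decompose $\mathcal S$ under it. Scalars act trivially, so $\mathrm{SU}(d)$ and $\mathrm U(d)$ give the same decomposition. Irreducible representations $\mathcal V_\lambda$ of $\mathrm U(d)$ are labeled by integer vectors $\lambda_1\ge\dots\ge\lambda_d$. Pieri's rules state that $\mathrm{Sym}^2\mathbb C^d\otimes\mathcal V_\lambda$ is the sum, each once, of the $\mathcal V_\mu$ with $\sum\mu_i=\sum\lambda_i+2$ and $\mu_1\ge\lambda_1\ge\mu_2\ge\dots\ge\mu_d\ge\lambda_d$, and that $\Lambda^2\mathbb C^d\otimes\mathcal V_\lambda$ is the sum, each once, of the $\mathcal V_\mu$ with $\mu$ nonincreasing and obtained from $\lambda$ by adding $1$ to two different entries.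

The dual of $\mathrm{Sym}^2\mathbb C^d$ has $\lambda=(0,\dots,0,-2)$, which gives $\mu=(a,0,\dots,0,-a)$ with $a=0,1,2$. The dual of $\Lambda^2\mathbb C^d$ has $\lambda=(0,\dots,0,-1,-1)$, which gives $\mu=0$, $\mu=(1,0,\dots,0,-1)$ and, if $d\ge4$, $\mu=(1,1,0,\dots,0,-1,-1)$. Here $\mu=0$ is the trivial representation $\mathbf 1$ and $(1,0,\dots,0,-1)$ is the adjoint representation $\mathrm{ad}=\mathfrak{sl}_d$. Thus
\[
\mathrm{End}(\mathrm{Sym}^2\mathbb C^d)=\mathbf 1\oplus\mathrm{ad}\oplus\mathcal V_+,\qquad\mathrm{End}(\Lambda^2\mathbb C^d)=\mathbf 1\oplus\mathrm{ad}\oplus\mathcal V_-,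
\]
with $\dim\mathcal V_\pm=d_\pm^2-d^2$, where $\mathcal V_-=0$ for $d=3$ and otherwise the four representations are irreducible and pairwise inequivalent. The sum of these two spaces is $\{X:FXF=X\}=\mathrm{Sym}^2(M_d)$. On the other hand $M_d=\mathbb CI\oplus\mathfrak{sl}_d$ gives $\mathrm{Sym}^2(M_d)=\mathbf 1\oplus\mathrm{ad}\oplus\mathcal S$. Comparing, $\mathcal S=\mathbf 1\oplus\mathrm{ad}\oplus\mathcal V_+\oplus\mathcal V_-$ is multiplicity free. By Schur's lemma $M$ acts on each component as a scalar, namely its \emph{weight} $\|P(D\otimes D)\|_2^2$ divided by its dimension, where $P$ is the projector onto the component. The weights sum to $d^2$. The small components $\mathbf 1$ and $\mathrm{ad}$ need their exact weights; for $\mathcal V_\pm$ the dimension is enough.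

\medskip\noindent\emph{Trivial component.} Both partial traces of $F^\circ$ equal $I-I=0$, so $F^\circ\in\mathcal S$ and it spans this component. Its overlap with $D\otimes D$ is $\operatorname{tr}D^2-\frac1d(\operatorname{tr}D)^2=0$, so $M$ vanishes here.

\medskip\noindent\emph{Adjoint component.} The equivariant map $m:\mathcal S\to\mathfrak{sl}_d$ induced by $m(A\otimes A')=\frac12(AA'+A'A)-\frac1d\operatorname{tr}(AA')I$ locates this component. For $B\in\mathfrak{sl}_d$ let $K_B=\frac12F(I\otimes B+B\otimes I)$, which commutes with $F$. For all $A,A'\in M_d$,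
\begin{equation}\label{eq:KB}
\operatorname{tr}K_B^\dagger(A\otimes A')=\tfrac12\operatorname{tr}B^\dagger(AA'+A'A),
\end{equation}
and for traceless $A,A'$ the right side is $\operatorname{tr}B^\dagger m(A\otimes A')$. So $m^\dagger(B)$ is the orthogonal projection of $K_B$ onto $\mathfrak{sl}_d\otimes\mathfrak{sl}_d$. Now $\|K_B\|_2^2=\frac14\|I\otimes B+B\otimes I\|_2^2=\frac d2\|B\|_2^2$, because $\operatorname{tr}B=0$. By \eqref{eq:KB} the overlap of $K_B$ with $d^{-1/2}I\otimes A'$ is $d^{-1/2}\operatorname{tr}B^\dagger A'$, so the component of $K_B$ along $I\otimes\mathfrak{sl}_d$ has squared norm $\|B\|_2^2/d$; the same holds along $\mathfrak{sl}_d\otimes I$, and the component along $I\otimes I$ is zero. Hence $\|m^\dagger B\|_2^2=\mu\|B\|_2^2$ with $\mu=\frac d2-\frac2d=\frac{d^2-4}{2d}>0$. Thus $\mu^{-1/2}m^\dagger$ is an equivariant isometry onto the adjoint component, whose projector is $m^\dagger m/\mu$. Since $m(D\otimes D)=D^2$ is unitary, the weight is $d/\mu=\frac{2d^2}{d^2-4}$, and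
\[
\kappa M\big|_{\rm ad}=\frac{2(d^2-4)}{d^4}\cdot\frac{2d^2}{(d^2-4)(d^2-1)}=\frac4{d^2(d^2-1)}\le\frac2{d(d+1)},
\]
the inequality being $2\le d(d-1)$.

\medskip\noindent\emph{The components $\mathcal V_\pm$.} The weight is at most $d^2$. For $d\ge4$ both dimensions are at least $d_-^2-d^2=\frac14d^2(d+1)(d-3)$, so
\[
\kappa M\big|_{\mathcal V_\pm}\le\frac{8(d^2-4)}{d^4(d+1)(d-3)}\le\frac2{d(d+1)},
\]
where the last step is $4(d^2-4)\le4d^2\le d^3\le d^3(d-3)$. For $d=3$ only $\mathcal V_+$ occurs, with dimension $36-9=27$, and $\kappa M|_{\mathcal V_+}\le\frac{10}{81}\cdot\frac9{27}=\frac{10}{243}<\frac16=\frac2{d(d+1)}$.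

\medskip
This proves Lemma~\ref{lem:A}, hence $Y\ge0$, and with it Theorem~\ref{thm:parallel}. The parallel form of $\Theta$ was used only in \eqref{eq:dual}, where $\operatorname{tr}(\Theta Y)$ is reduced to the marginal of $Y$ over all outputs at once. The protocol of Section~\ref{sec:adaptive} chooses a later input after seeing an earlier output, and Theorem~\ref{thm:main}(b) shows that for it $\operatorname{tr}(\Theta Y)>P_s(2,d)$.

\begin{thebibliography}{9}

\bibitem{CS}
Collins and \'Sniady, Commun. Math. Phys. 264 (2006) 773.

\bibitem{Gottlieb}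
Gottlieb, Proc. AMS 17 (1966) 1233.

\bibitem{LDSM}
Santiago Llorens, Arnau Diebra, Michal Sedl\'ak, Ramon Mu\~noz-Tapia, ``Exact identification of unknown unitary processes'', arXiv:2605.04981 (2026).

\end{thebibliography}
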